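# Gram matrices for the complex density $\exp\big(-a|z|^2+\tfrac id(z^d+\bar z^d)\big)$

## 1. Weight, twist, pairing and Gram matrix

Throughout, $d$ is a positive integer, $z=x+iy\in\mathbb C$, and $d^2z=dx\,dy$ is Lebesgue measure on $\mathbb C$. Every integer $n\ge0$ is written as $n=kd+\ell$ with $k\ge 0$ and $0\le\ell\le d-1$.

**Definition (weight).** For $a>0$ put
$$\rho_a(z)=\exp\Big(-a|z|^2+\frac id\big(z^d+\bar z^d\big)\Big).$$
Since $z^d+\bar z^d$ is real, $|\rho_a(z)|=e^{-a|z|^2}$. Hence $\int |f|\,|\rho_a|\,d^2z<\infty$ whenever $|f|$ grows at most polynomially.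

*Example.* For $d=1$, $\rho_a=e^{-a(x^2+y^2)+2ix}$. For $d=2$, $\rho_a=e^{-(a-i)x^2-(a+i)y^2}$. In both cases the exponent is quadratic. For $d\ge3$ it is not.

**Definition (grading and twist).** For $\ell\in\mathbb Z/d\mathbb Z$ let $\mathbb C[z]_\ell$ be the span of the $z^n$ with $n\equiv\ell\pmod d$, so $\mathbb C[z]=\bigoplus_\ell\mathbb C[z]_\ell$. Let $\chi(\ell\bmod d)=\ell\bmod 2d$ for $\ell=0,\dots,d-1$. Fix $\epsilon$ with $\epsilon^d=-1$ and let $\sigma$ be the linear map with $\sigma f(z)=(-\epsilon)^{-\chi(\ell)}f(\epsilon z)$ for $f\in\mathbb C[z]_\ell$. On a monomial with $n=kd+\ell$,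
$$\sigma(z^n)=(-\epsilon)^{-\ell}\epsilon^{kd+\ell}z^n=(-1)^{\ell}(\epsilon^d)^kz^n=(-1)^{k+\ell}z^n .\tag{1}$$
So $\sigma$ does not depend on the choice of $\epsilon$.

*Example.* For $d=2$, the signs of $\sigma$ on $1,z,z^2,z^3,z^4$ are $+,-,-,+,+$. For odd $d$, $(-1)^{k+\ell}=(-1)^{kd+\ell}=(-1)^n$, so $\sigma f(z)=f(-z)$.

**Definition (pairing).** On $\mathbb C[z]$ put
$$(f,g)=\int_{\mathbb C}f(z)\,\overline{\sigma g(z)}\,\rho_a(z)\,d^2z .$$
It is linear in $f$ and antilinear in $g$. It is also hermitian, $(g,f)=\overline{(f,g)}$; we prove this in Section 4. It is in general indefinite.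

*Example.* For $d=2$ let $I=\int\rho_a\,d^2z=\pi/\sqrt{(a-i)(a+i)}=\pi/\sqrt{1+a^2}$. The one-dimensional Gaussian second moments give $\int x^2\rho_a=\frac{I}{2(a-i)}$ and $\int y^2\rho_a=\frac{I}{2(a+i)}$. Hence
$$(1,1)=I>0,\qquad (z,z)=-\int(x^2+y^2)\rho_a\,d^2z=-\frac{a}{1+a^2}\,I<0 .$$

**Definition (Gram matrix).** $G_N=\big((z^n,z^m)\big)_{n,m=0}^N$, and $\det G_{-1}:=1$. The *signature* of a nondegenerate hermitian matrix is its number of positive and of negative eigenvalues. By Sylvester's law it is unchanged under $G\mapsto MGM^*$ with $M$ invertible.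

*Example.* The hermitian matrix $\begin{pmatrix}0&1\\1&0\end{pmatrix}$ is invertible with signature $(1,1)$, but its first leading minor is $0$. If it were the Gram matrix of $1,z$, no monic $p_1=z+c$ with $(p_1,1)=0$ would exist, because $(z+c,1)=1$ for every $c$. So for an indefinite form, the existence of orthogonal polynomials needs *all* leading minors to be nonzero.

We need one fact in this direction.

**Fact 0.** *Let the pairing be hermitian and $\det G_N\ne0$ for all $N\ge0$. Then there are unique monic $p_0,p_1,\dots$ with $\deg p_N=N$ that are orthogonal, and $(p_N,p_N)=\det G_N/\det G_{N-1}$. Moreover $G_N$ has the signature of $\mathrm{diag}\big((p_i,p_i)\big)_{i\le N}$.*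

*Proof.* Orthogonality to $p_0,\dots,p_{N-1}$ means orthogonality to $1,\dots,z^{N-1}$. The conditions $(z^N+\sum_{n<N}c_nz^n,z^m)=0$ for $m<N$ form a linear system for the $c_n$ with matrix the transpose of $G_{N-1}$, so they have exactly one solution. Write $p_i=\sum_n M_{in}z^n$ with $M$ unit lower triangular. Then $MG_NM^*=\mathrm{diag}((p_i,p_i))$. This gives the signature. Taking determinants, $\det G_N=\prod_{i\le N}(p_i,p_i)$, and we divide by the same formula for $N-1$. $\square$

**Definition (one-block integrals).** For $\alpha,\kappa,a,\eta>0$ and $k,j\ge0$ put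
$$A_{kj}(a,\eta)=\int_{\mathbb C}w^k\bar w^j\,|w|^{2\alpha-2}e^{-a|w|^{2\kappa}+i\eta(w+\bar w)}\,d^2w .$$

*Example.* For $\alpha=\kappa=1$ these are moments of a Gaussian. In particular
$$A_{00}(a,\eta)=\int e^{-a|w|^2+2i\eta\,\mathrm{Re}\,w}\,d^2w=\frac\pi a e^{-\eta^2/a}>0.$$
For $\alpha=2,\kappa=1$ we differentiate this in $a$:
$$A_{00}(a,\eta)=-\frac{\partial}{\partial a}\Big(\frac\pi ae^{-\eta^2/a}\Big)=\pi\Big(\frac1{a^2}-\frac{\eta^2}{a^3}\Big)e^{-\eta^2/a},$$
which vanishes at $a=\eta^2$. So whether these determinants vanish depends on the parameters in a delicate way.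

## 2. Invertibility of all Gram matrices: the statements

The weight is complex and the form is indefinite, so nothing general prevents $\det G_N$ from vanishing at some value of $a$. The question, a conjecture in Giovanni Felder and Jens Hoppe, "Orthogonal Polynomials with Complex Densities and Quantum Minimal Surfaces", arXiv:2504.06197 (2025), reads: the Gram matrices $G_N$, $N=0,1,2,\dots$, are invertible for all $a\ge0$. We read it for every positive integer $d$ and for all $a>0$, the range where the integral defines the pairing. In plain words: does every finite stretch of monomials $1,z,\dots,z^N$ span a space on which the pairing is nondegenerate, whatever $a$ is? The answer is yes, and one can say more.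

**Theorem A.** *For all $d\ge1$, $a>0$, $N\ge0$ one has $\det G_N\ne0$. More precisely, with $N=kd+\ell$,*
$$\operatorname{sign}\frac{\det G_N}{\det G_{N-1}}=(-1)^{k+\ell}.$$
*Hence $G_N$ has the signature of $\mathrm{diag}\big((-1)^{k+\ell}\big)_{0\le kd+\ell\le N}$. There are unique monic polynomials $p_0,p_1,\dots$ with $\deg p_N=N$ that are orthogonal for $(\cdot,\cdot)$, and $(p_N,p_N)$ is nonzero of sign $(-1)^{k+\ell}$.*

**Theorem B.** *The limit $\lim_{a\to0+}G_N$ exists and has rank $\min(N+1,d-1)$. So at $a=0$, understood as this limit, the matrix is invertible exactly for $N\le d-2$.*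

**Theorem C.** *Fix $\eta>0$, and let $\alpha,\kappa>0$. Then $\det\big(A_{kj}(a,\eta)\big)_{k,j=0}^{n-1}\ne0$ for all $n\ge1$ and all $a>0$ if and only if $\kappa=1/d$ and $\alpha=(\ell+1)/d$ for integers $d\ge1$, $0\le\ell\le d-1$. In that case all these determinants are positive.*

**Corollary.** *Let $\gamma>-1$, $\delta>0$. In the definition of $(\cdot,\cdot)$ replace $\rho_a$ by $|z|^{2\gamma}\exp\big(-a|z|^{2\delta}+\frac id(z^d+\bar z^d)\big)$. All Gram matrices are invertible for all $a>0$ if and only if $\delta=1/q$ and $\gamma=-r/q$ with integers $q\ge1$, $0\le r\le q-1$. In particular, for $\delta=1$ only $\gamma=0$ works.*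

## 3. Two Gaussian cases by hand

**The case $d=1$.** Here $\sigma f(z)=f(-z)$. Completing the square,
$$-a|z|^2+i(z+\bar z)=-a\Big(x-\frac ia\Big)^2-ay^2-\frac1a .$$
Try $p_n(z)=(z-\frac ia)^n$. Then $\overline{\sigma p_m(z)}=\overline{(-z-\frac ia)^m}=(-1)^m(\bar z-\frac ia)^m$, so
$$(p_n,p_m)=(-1)^me^{-1/a}\int\!\!\int\Big(x-\frac ia+iy\Big)^n\Big(x-\frac ia-iy\Big)^me^{-a(x-\frac ia)^2-ay^2}\,dx\,dy .$$
For fixed $y$ the integrand is entire in $x$ and decays like a Gaussian in the strip $0\le\mathrm{Im}\,x\le\frac1a$. We may therefore shift the contour and replace $x$ by $x+\frac ia$. What remains is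
$$(p_n,p_m)=(-1)^me^{-1/a}\int z^n\bar z^me^{-a|z|^2}d^2z=\delta_{nm}\,(-1)^n\,\frac{\pi\,n!}{a^{n+1}}\,e^{-1/a}.$$
The $p_n$ are monic, so $\det G_N=\prod_{n\le N}(-1)^n\pi\,n!\,a^{-n-1}e^{-1/a}\neq0$. This is Theorem A for $d=1$, with $k=n$ and $\ell=0$.

**The case $d=2$, $N=2$.** Keep $I=\pi/\sqrt{1+a^2}$. Odd and even monomials are orthogonal, so look at $1,z^2$. From the second moments, $\int z^2\rho_a=\int\bar z^2\rho_a=\int(x^2-y^2)\rho_a=\frac I2\big(\frac1{a-i}-\frac1{a+i}\big)=\frac{i}{1+a^2}I$. From the fourth moments,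
$$\int|z|^4\rho_a=I\Big(\frac{3}{4(a-i)^2}+\frac3{4(a+i)^2}+\frac{2}{4(a^2+1)}\Big)=I\,\frac{6(a^2-1)+2(a^2+1)}{4(1+a^2)^2}=I\,\frac{2a^2-1}{(1+a^2)^2}.$$
With the signs $\sigma(1)=1$, $\sigma(z^2)=-z^2$, the block on $1,z^2$ is
$$I\begin{pmatrix}1&-\frac{i}{1+a^2}\\[2pt] \frac{i}{1+a^2}&-\frac{2a^2-1}{(1+a^2)^2}\end{pmatrix},\qquad \det=-\frac{I^2}{(1+a^2)^2}\big((2a^2-1)+1\big)=-\frac{2a^2I^2}{(1+a^2)^2}<0 .$$

Two things are visible. The entry $(z^2,z^2)$ changes sign at $a=1/\sqrt2$, so $z^2$ is an isotropic vector there: no argument that shows a fixed sign of $(f,f)$ on monomials can work. Yet the determinant keeps its sign, because the term that changes sign is compensated exactly. We need a mechanism that sees whole determinants. Completing the square is not available for $d\ge3$, where the exponent is no longer quadratic.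

## 4. From the plane to Hankel determinants in one variable

**Step 1. Splitting by residue classes.** This step removes the power $d$ from the phase. Let $\omega=e^{2\pi i/d}$. Since $\rho_a(\omega z)=\rho_a(z)$, rotating the variable multiplies $\int z^n\bar z^m\rho_a$ by $\omega^{n-m}$. Since $\sigma$ is diagonal, $(z^n,z^m)=0$ unless $n\equiv m$ mod $d$. For $n=kd+\ell$, $m=jd+\ell$, (1) gives
$$(z^n,z^m)=(-1)^{j+\ell}\int z^{kd}\bar z^{jd}|z|^{2\ell}\rho_a\,d^2z .$$
Put $w=z^d$. This map covers $\mathbb C\setminus\{0\}$ exactly $d$ times and has Jacobian $d^2|z|^{2d-2}$, so $\int f(z^d)\,d^2|z|^{2d-2}\,d^2z=d\int f(w)\,d^2w$. With $|z|^{2\ell}=|w|^{2\ell/d}$ and $|z|^{-(2d-2)}=|w|^{2/d-2}$ we get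
$$(z^n,z^m)=\frac{(-1)^{j+\ell}}d\,A^{(\ell)}_{kj},\qquad A^{(\ell)}_{kj}=\int_{\mathbb C}w^k\bar w^j\varphi(|w|^2)e^{i\eta(w+\bar w)}d^2w,\tag{2}$$
$$\varphi(v)=v^{\alpha-1}e^{-av^{1/d}},\qquad\alpha=\frac{\ell+1}d,\qquad\eta=\frac1d.\tag{3}$$
After the same reordering of rows and columns, $G_N$ is block diagonal. Block $\ell$ has size $n_\ell=\#\{k\ge0:kd+\ell\le N\}$, and its determinant is
$$\prod_{j<n_\ell}\frac{(-1)^{j+\ell}}{d}\,\det\big(A^{(\ell)}_{kj}\big)_{k,j<n_\ell}=(-1)^{n_\ell(n_\ell-1)/2+\ell n_\ell}\,d^{-n_\ell}\det\big(A^{(\ell)}_{kj}\big)_{k,j<n_\ell}.\tag{4}$$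

**Step 2. Passing to one variable.** The phase is now linear, so $A_{kj}$ is a derivative of a Fourier transform, and the Fourier transform of a radial function is radial. Write $\theta_x=x\frac d{dx}$ and $X^{\underline k}=X(X-1)\cdots(X-k+1)$.

**Lemma 1.** *Let $\varphi:(0,\infty)\to\mathbb R$ be measurable with $\int_0^\infty v^m|\varphi(v)|\,dv<\infty$ for all real $m\ge0$. Put $F(p)=\int_{\mathbb C}\varphi(|w|^2)e^{i(pw+\bar p\bar w)}d^2w$. Then $F$ is smooth, real and radial. Write $F(p)=\Psi(|p|^2)$ and $\psi(y)=\Psi(e^y)$. For $\eta>0$ and $A_{kj}=\int w^k\bar w^j\varphi(|w|^2)e^{i\eta(w+\bar w)}d^2w$,*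
$$\det(A_{kj})_{k,j<n}=\eta^{-n(n-1)}\Delta_n(2\log\eta),\qquad\Delta_n(y):=(-1)^{n(n-1)/2}\det\big(\psi^{(k+j)}(y)\big)_{k,j=0}^{n-1}.$$

*Proof.* In polar coordinates $\int|w|^{m}|\varphi(|w|^2)|d^2w=\pi\int_0^\infty v^{m/2}|\varphi(v)|dv<\infty$ for every $m\ge0$. So we may differentiate under the integral as often as we like, and with Wirtinger derivatives
$$\partial_p^k\partial_{\bar p}^jF(\eta)=\int(iw)^k(i\bar w)^j\varphi(|w|^2)e^{i\eta(w+\bar w)}d^2w=i^{k+j}A_{kj}.$$
Rotating $w$ shows that $F$ is radial, and $\overline{F(p)}=F(-p)=F(p)$ shows that it is real.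

On a function $f(|p|^2)$, $p\,\partial_pf(|p|^2)=|p|^2f'(|p|^2)$, and likewise for $\bar p\,\partial_{\bar p}$. So both operators act as $\theta_x$ with $x=|p|^2$. Also $p^k\partial_p^k=(p\partial_p)^{\underline k}$ (check it on powers $p^s$: both sides give $s^{\underline k}p^s$), and the same holds for $\bar p$. Since $\partial_p$ commutes with $\bar p$, at $p=\eta$,
$$\eta^{k+j}\,\partial_p^k\partial_{\bar p}^jF(\eta)=\theta_x^{\underline k}\,\theta_x^{\underline j}\,\Psi(x)\Big|_{x=\eta^2}.\tag{5}$$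
Write $X^{\underline k}=\sum_{i\le k}L_{ki}X^i$ with $L$ unit lower triangular. The right side of (5) is the $(k,j)$ entry of $LHL^T$, where $H_{kj}=\theta_x^{k+j}\Psi(\eta^2)=\psi^{(k+j)}(2\log\eta)$, because $\frac d{dy}$ becomes $\theta_x$ under $x=e^y$. So
$$A_{kj}=(-i)^{k+j}\eta^{-k-j}(LHL^T)_{kj},\tag{6}$$
and taking determinants, $\det A=\prod_{k<n}(-i)^{2k}\eta^{-2k}\cdot\det H=(-1)^{n(n-1)/2}\eta^{-n(n-1)}\det H$. $\square$

**Step 3. Hermitian symmetry.** This step supplies the property announced in Section 1. By (6), $A^{(\ell)}_{kj}=(-i)^{k+j}R_{kj}$ with $R$ real symmetric. Hence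
$$\overline{(-1)^{k+\ell}A^{(\ell)}_{jk}}=(-1)^{k+\ell}\,i^{k+j}R_{kj}=(-1)^{k+\ell}(-1)^{k+j}(-i)^{k+j}R_{kj}=(-1)^{j+\ell}A^{(\ell)}_{kj},$$
so by (2) $G_N$ is hermitian.

**Step 4. What has to be proved.** Theorem A is now reduced to a statement about a function of one real variable.

**Proposition 2.** *For $d\ge1$, $0\le\ell\le d-1$, $a>0$ and $\varphi$, $\alpha$ as in (3), one has $\Delta_n(y)>0$ for all $n\ge1$ and $y\in\mathbb R$.*

*Proposition 2 implies Theorem A.* By (4) and Lemma 1, the size-$n$ determinant of block $\ell$ is nonzero with sign $(-1)^{n(n-1)/2+\ell n}$. Passing from $N-1$ to $N=kd+\ell$ enlarges only block $\ell$, from size $k$ to $k+1$. The exponent changes by $\frac{(k+1)k}2-\frac{k(k-1)}2+\ell=k+\ell$, so the ratio $\det G_N/\det G_{N-1}$ has sign $(-1)^{k+\ell}$. The rest is Fact 0. $\square$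

Let us read Proposition 2 for small $n$. For $n=1$ it says $\psi>0$. For $n=2$ it says $\psi'^2-\psi\psi''>0$, that is, $\log\psi$ is strictly concave. The sign $(-1)^{n(n-1)/2}$ matters: for a function $\psi(y)=\int e^{ty}d\mu(t)$ with $\mu\geq 0$ the Hankel determinants $\det(\psi^{(k+j)})$ are those of a positive measure, hence $\ge0$. For $n=2$ this is log-convexity, the opposite of what we want.

**The case $d=1$ of Proposition 2.** Here $\varphi(v)=e^{-av}$ and $F(p)=f(p):=\frac\pi ae^{-|p|^2/a}$, so $\partial_{\bar p}^jF=(-\frac1a)^jp^jf$. The determinant of $\big(\partial_p^k(p^jf)\big)$ is a Wronskian for the derivation $\partial_p$, and a common factor comes out of a Wronskian as its $n$-th power. Hence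
$$\det(\partial_p^k\partial_{\bar p}^jF)_{k,j<n}=f^n\,W(1,p,\dots,p^{n-1})\prod_{j<n}\Big(-\frac1a\Big)^j=f^n\prod_{j<n}j!\,\Big(-\frac1a\Big)^j .$$
Its sign is $(-1)^{n(n-1)/2}$. By (5) (used at every $\eta>0$), $\det(\psi^{(k+j)})$ is a positive multiple of it, so $\Delta_n>0$. $\square$

Thus the Gaussian profile $\Psi(x)=e^{-\lambda x}$, $\lambda>0$, satisfies $\Delta_n>0$ for every $n$.

## 5. A mixture of Gaussians, and why averaging alone loses positivity

For general $d$ we try to write $\varphi(|w|^2)$ as a positive superposition of Gaussians $e^{-\lambda|w|^2}$. The tool is the Mellin transform $\int_0^\infty v^{s-1}\varphi(v)dv$, which turns multiplicative convolution into multiplication, together with two textbook facts.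

*Gauss' multiplication formula:* $\Gamma(d\zeta)=(2\pi)^{(1-d)/2}d^{\,d\zeta-1/2}\prod_{j=0}^{d-1}\Gamma\big(\zeta+\tfrac jd\big)$.

*Uniqueness:* if two nonnegative functions $f_1,f_2$ on $(0,\infty)$ have the same finite Mellin transform on an open interval of real $s$, they agree almost everywhere. Indeed, fix $s_1$ in the interval. The measures $e^{s_1y}f_i(e^y)dy$ are finite, and their two-sided Laplace transforms are analytic in a strip about the imaginary axis and agree on a real interval. So they agree on the strip, the characteristic functions agree, and so do the measures.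

Put $B=\{\,i/d:\ \ell+1\le i\le\ell+d,\ i\ne d\,\}=\{b_1<\dots<b_{d-1}\}$, a set of positive numbers, $c=(a/d)^d$, and $h_b(t)=t^be^{-t}$.

**Lemma 3.** *With a constant $C>0$, $C=\mathrm{const}(d,\ell)\cdot a^{d-\ell-1}$, for almost every $v>0$*
$$\varphi(v)=C\int_{(0,\infty)^{d-1}}\exp\Big(-\frac{cv}{t_1\cdots t_{d-1}}\Big)\prod_{j=1}^{d-1}t_j^{b_j-1}e^{-t_j}\frac{dt_j}{t_j}.$$
*Consequently, with $C''=\pi C/c$,*
$$\Psi(x)=C''\int_{(0,\infty)^{d-1}}e^{-x\,t_1\cdots t_{d-1}/c}\prod_{j=1}^{d-1}h_{b_j}(t_j)\frac{dt_j}{t_j}.\tag{7}$$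
*(For $d=1$ there is no integration and $t_1\cdots t_{d-1}=1$.)*

*Proof.* First we compute the Mellin transform of $\varphi$. Let $s>1-\alpha$; since $\alpha\le1$, also $s>0$. With $v=r^d$,
$$\int_0^\infty v^{s-1}\varphi(v)dv=d\int_0^\infty r^{d(s+\alpha-1)-1}e^{-ar}dr=d\,a^{-d(s+\alpha-1)}\,\Gamma\big(d(s+\alpha-1)\big).$$
Apply Gauss' formula with $\zeta=s+\alpha-1$. Then $\zeta+\frac jd=s-1+\frac{\ell+1+j}d$, and the index $i=\ell+1+j$ runs from $\ell+1$ to $\ell+d$. It passes through $i=d$ because $\ell+1\le d\le\ell+d$, and this index contributes the factor $\Gamma(s)$. The others contribute $\Gamma(s+b-1)$, $b\in B$. So the transform equals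
$$C\Big(\frac da\Big)^{ds}\Gamma(s)\prod_{b\in B}\Gamma(s+b-1),\qquad C=d\,(2\pi)^{(1-d)/2}\,d^{\,d(\alpha-1)-1/2}\,a^{d(1-\alpha)},$$
with $d(1-\alpha)=d-\ell-1$ and $(d/a)^{ds}=c^{-s}$.

Next, the right side of the asserted formula. By Tonelli we integrate over $v$ first, using $\int v^{s-1}e^{-cv/T}dv=\Gamma(s)c^{-s}T^s$ with $T=t_1\cdots t_{d-1}$. What remains is $C\,\Gamma(s)c^{-s}\prod_j\int t_j^{s+b_j-1}e^{-t_j}\frac{dt_j}{t_j}=C\,\Gamma(s)c^{-s}\prod_j\Gamma(s+b_j-1)$. This is finite because $b_j\ge\alpha>1-s$. The two transforms agree, so uniqueness gives the first formula.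

For (7), insert the formula into $F(p)$. Since $\varphi(|w|^2)$ is integrable and the mixture has a nonnegative integrand, Fubini applies. For $\lambda>0$ the two one-dimensional Gaussian integrals give $\int_{\mathbb C}e^{-\lambda|w|^2+i(pw+\bar p\bar w)}d^2w=\frac\pi\lambda e^{-|p|^2/\lambda}$. With $\lambda=c/T$ this is $\frac{\pi T}ce^{-|p|^2T/c}$, and the factor $T$ turns $t_j^{b_j-1}$ into $t_j^{b_j}$. $\square$

*Example.* Take $d=2,\ell=0$, so $\varphi(v)=v^{-1/2}e^{-a\sqrt v}$, $B=\{\frac12\}$, $c=a^2/4$, $C=\frac a{2\sqrt\pi}$, $C''=\frac{2\sqrt\pi}a$. Then (7) reads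
$$\Psi(x)=\frac{2\sqrt\pi}a\int_0^\infty e^{-(1+4x/a^2)t}t^{1/2}\frac{dt}t=\frac{2\pi}a\Big(1+\frac{4x}{a^2}\Big)^{-1/2}.$$
At $x=\eta^2=\frac14$ this is $2\pi/\sqrt{1+a^2}$, and $(1,1)=\frac12A_{00}^{(0)}=\pi/\sqrt{1+a^2}$, as in Section 3. With $\xi=4x/a^2$, $\theta_x^2\log\Psi=-\frac12\frac{\xi}{(1+\xi)^2}<0$, so $\Delta_2>0$ here.

**The averaging attempt.** By (7), $\Psi$ is a positive average of functions $e^{-\lambda x}$, each of which satisfies $\Delta_n>0$ for all $n$. It is tempting to stop there, but the conditions $\Delta_n>0$ with $n\ge2$ are not linear, and averages do not preserve them. Take $\Psi=E_1+mE_2$ with $E_1=e^{-x}$, $E_2=e^{-Mx}$, and put $X=x$, $Y=Mx$. From $\theta_xe^{-\lambda x}=-\lambda xe^{-\lambda x}$ and $\theta_x^2e^{-\lambda x}=(\lambda^2x^2-\lambda x)e^{-\lambda x}$,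
$$\Delta_2=(\theta_x\Psi)^2-\Psi\,\theta_x^2\Psi=XE_1^2+m^2YE_2^2+mE_1E_2\big(X+Y-(X-Y)^2\big).$$
For $M=5$, $m=e^4$, $x=1$ both summands of $\Psi$ equal $e^{-1}$, and $\Delta_2=e^{-2}(1+5+6-16)=-4e^{-2}<0$. The cross term destroys positivity. So the shape of the mixing density must enter, and it must enter in every $\Delta_n$.

Nor does the usual way of expanding a determinant of integrals help directly. Such an expansion (Lemma 5 below) needs the integrand of the $(k,j)$ entry to be a product $a_k(u)b_j(u)$. In (7) the entry carries $\theta_x^{k+j}e^{-\xi u}$ with $\xi=x/c$, $u=t_1\cdots t_{d-1}$; this is $e^{-\xi u}$ times a polynomial of degree $k+j$ in $\xi u$, which is not of product form.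

The way out uses that $e^{-\xi u}$ depends on $x$ and $u$ only through their product: a derivative $\theta_x$ is also a derivative $\theta_u$. Of the $k+j$ derivatives we keep $k$ on the exponential and integrate the other $j$ by parts onto the mixing density $g$. The entry becomes $\int(\theta_u^ke^{-\xi u})\,((-\theta_u)^jg)\frac{du}u$, which has product form, and the determinant of integrals becomes an integral of a product of two determinants. The first is a Vandermonde determinant. The second, $\det\big((-\theta)^jg(u_i)\big)$, is where the shape of $g$ enters. For $n=2$ its positivity says that $-\theta g/g$ is increasing, that is, $\tau\mapsto g(e^\tau)$ is strictly log-concave. A pair of point masses, as in the failed attempt, has no such density. In our case $g$ is a multiplicative convolution of the functions $h_{b_j}$, and the positivity will pass through each convolution thanks to the kernel $e^{-u/v}$.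

## 6. Wronskians and the positivity of $\det e^{x_iy_j}$

We write $W(u_0,\dots,u_{p-1})=\det(u_j^{(i)})_{i,j<p}$. Two identities are used: $W(fu_0,\dots,fu_{p-1})=f^pW(u_0,\dots,u_{p-1})$, and $W(1,u_1,\dots,u_{p-1})=W(u_1',\dots,u_{p-1}')$.

**Lemma 4.** *Let $I,J$ be open intervals and $K\in C^\infty(I\times J)$ real with $\det\big(\partial_x^i\partial_y^jK(x,y)\big)_{i,j<p}>0$ for all $1\le p\le n$ and all $(x,y)$. Then $\det\big(K(x_i,y_j)\big)_{i,j=1}^n>0$ for all $x_1<\dots<x_n$ in $I$ and $y_1<\dots<y_n$ in $J$.*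

*Proof.* **Step 1 (Pólya's criterion).** *If $u_0,\dots,u_{n-1}$ are smooth on an interval with $W(u_0,\dots,u_{p-1})>0$ for $1\le p\le n$, then $\det(u_j(x_i))>0$ for $x_1<\dots<x_n$.* This step converts derivatives at one point into values at many points. We induct on $n$; for $n=1$ the claim is the hypothesis $u_0>0$. Let $n\ge2$ and $f_j=u_j/u_0$, so $f_0=1$. The two identities give $W(u_0,\dots,u_{p-1})=u_0^pW(1,f_1,\dots,f_{p-1})=u_0^pW(f_1',\dots,f_{p-1}')$, so $f_1',\dots,f_{n-1}'$ satisfy the hypothesis with $n-1$ functions. Factor $u_0(x_i)$ out of row $i$. In the matrix $(f_j(x_i))$, subtract from each row the preceding one, starting from the bottom. The first column becomes $(1,0,\dots,0)^T$, and the remaining minor has entries $f_j(x_{i+1})-f_j(x_i)=\int_{x_i}^{x_{i+1}}f_j'(\xi_i)d\xi_i$. By linearity in the rows,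
$$\det(u_j(x_i))=\prod_iu_0(x_i)\int_{x_1}^{x_2}\!\!\cdots\int_{x_{n-1}}^{x_n}\det\big(f_j'(\xi_i)\big)_{i,j=1}^{n-1}\,d\xi_{n-1}\cdots d\xi_1 .$$
In the domain of integration $\xi_1<\dots<\xi_{n-1}$ almost everywhere, so the integrand is positive by induction.

**Step 2 (apply it in $x$, then in $y$).** Fix $y$ and take $u_j(x)=\partial_y^jK(x,y)$. Their Wronskians are the determinants in the hypothesis. Hence $\det\big(\partial_y^jK(x_i,y)\big)_{i=1..p,\,j=0..p-1}>0$ for all $x_1<\dots<x_p$, $p\le n$. Now fix $x_1<\dots<x_n$. What we have just shown says that the functions $y\mapsto K(x_1,y),\dots,K(x_n,y)$ have positive Wronskians for every $p\le n$. Step 1, applied in the variable $y$, gives $\det K(x_i,y_j)>0$. $\square$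

*Example.* Let $K=e^{xy}$. Since $\partial_y^jK=x^je^{xy}$, $\det(\partial_x^i\partial_y^jK)_{i,j<p}=e^{pxy}W(1,x,\dots,x^{p-1})=e^{pxy}\prod_{j<p}j!>0$. Therefore
$$\det\big(e^{x_iy_j}\big)_{i,j=1}^n>0\qquad\text{for } x_1<\dots<x_n,\ y_1<\dots<y_n.\tag{8}$$

**Lemma 5 (Andréief's identity).** *On $(0,\infty)$ with the measure $\frac{dv}v$, let $a_i,b_j$ ($1\le i,j\le n$) be measurable with every $a_ib_j$ integrable. Then*
$$\det\Big(\int a_ib_j\frac{dv}v\Big)_{i,j}=\int_{v_1<\dots<v_n}\det\big(a_i(v_l)\big)_{i,l}\,\det\big(b_j(v_l)\big)_{l,j}\prod_l\frac{dv_l}{v_l}.$$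

*Proof.* By linearity in the rows the left side is $\int\prod_ia_i(v_i)\det(b_j(v_i))_{i,j}\prod\frac{dv_i}{v_i}$ over $(0,\infty)^n$; each term of the expansion is a product of integrable functions $a_i(v_i)b_{\pi(i)}(v_i)$. Permuting the names of the $v$'s and averaging over all $n!$ permutations replaces $\prod_ia_i(v_i)$ by $\frac1{n!}\det(a_i(v_l))$, since the second determinant changes by the sign of the permutation. The integrand is now symmetric, so the integral is $n!$ times that over $v_1<\dots<v_n$. $\square$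

*Example.* For $n=2$, $a_1=b_1=f$, $a_2=b_2=vf$, with $m_r=\int v^rf^2\frac{dv}v$ finite, the identity reads $m_0m_2-m_1^2=\int_{v_1<v_2}(v_2-v_1)^2f(v_1)^2f(v_2)^2\frac{dv_1dv_2}{v_1v_2}$.

## 7. Moving derivatives onto the mixing density: proof of Proposition 2

The case $d=1$ was done in Section 4. Let $d\ge2$ and $\theta=u\frac d{du}$.

**Step 1. One mixing variable.** We collapse the integral (7) to one dimension. Define
$$g_1=h_{b_1},\qquad g_{m+1}(u)=\int_0^\infty g_m(v)\,h_{b_{m+1}}\Big(\frac uv\Big)\frac{dv}v,\qquad g=g_{d-1}.$$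
For nonnegative measurable $f$, $\int f(t_1\cdots t_m)\prod_{j\le m}h_{b_j}(t_j)\frac{dt_j}{t_j}=\int_0^\infty f(u)g_m(u)\frac{du}u$. This is trivial for $m=1$. For $m+1$, Tonelli and the induction hypothesis replace $t_1\cdots t_m$ by $v$ with density $g_m(v)\frac{dv}v$, and then $u=vt_{m+1}$, $\frac{dt_{m+1}}{t_{m+1}}=\frac{du}u$. So (7) becomes
$$\Psi(x)=C''\int_0^\infty e^{-\xi u}g(u)\frac{du}u,\qquad\xi=\frac xc.\tag{9}$$

**Step 2. Bounds that license the calculus.** Let $\beta=\frac12\min B>0$. *Each $g_m$ is smooth on $(0,\infty)$, and $|\theta^jg_m(u)|\le C_{j,m}u^\beta$ for all $j$.* For $m=1$, $\theta^jh_b$ is a polynomial times $u^be^{-u}$. Dividing by $u^\beta$ leaves a polynomial times $u^{b-\beta}e^{-u}$, which is bounded since $b>\beta$. For the induction, substitute $v=u/t$, with $b=b_{m+1}$: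
$$g_{m+1}(u)=\int_0^\infty g_m\Big(\frac ut\Big)h_b(t)\frac{dt}t .$$
Since $\theta_u^j[g_m(u/t)]=(\theta^jg_m)(u/t)$ is bounded by $C_{j,m}u^\beta t^{-\beta}$, and $\int t^{-\beta}h_b(t)\frac{dt}t=\Gamma(b-\beta)<\infty$, differentiation under the integral is dominated for $u$ in compact sets. Thus $|\theta^jg_{m+1}(u)|\le C_{j,m}\Gamma(b-\beta)u^\beta$, and
$$\theta^jg_{m+1}(u)=\int_0^\infty(\theta^jg_m)(v)\,h_b\Big(\frac uv\Big)\frac{dv}v.\tag{10}$$

**Step 3. Positivity of the determinant carried by $g$.** *For all $m$, $n$ and $0<u_1<\dots<u_n$,*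
$$\det\big((-\theta)^jg_m(u_i)\big)_{i=1..n,\,j=0..n-1}>0.\tag{11}$$
Let $V(u)=\prod_{i<l}(u_l-u_i)$, which is positive here.

For $m=1$, write $b=b_1$. From $\theta h_b=(b-u)h_b$ we get $(-\theta)^jh_b=Q_jh_b$ with $Q_0=1$ and $Q_{j+1}=-uQ_j'+(u-b)Q_j$. By induction $Q_j$ is monic of degree $j$, since the leading term of $Q_{j+1}$ is $u\cdot u^j$. Column operations turn $\det(Q_j(u_i))$ into the Vandermonde determinant, so the determinant in (11) is $\prod_ih_b(u_i)\cdot V(u)>0$.

For the induction, write $b=b_{m+1}$ and apply Lemma 5 to (10), with sign $(-1)^j$ included: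
$$\det\big((-\theta)^jg_{m+1}(u_i)\big)=\int_{v_1<\dots<v_n}\det\Big(h_b\Big(\frac{u_i}{v_l}\Big)\Big)_{i,l}\det\big((-\theta)^jg_m(v_l)\big)_{l,j}\prod_l\frac{dv_l}{v_l}.$$
The second factor is positive by induction. In the first, $h_b(u_i/v_l)=u_i^bv_l^{-b}e^{-u_i/v_l}$, so it equals $\prod_iu_i^b\prod_lv_l^{-b}\det\big(e^{u_i\cdot(-1/v_l)}\big)$. As $v_1<\dots<v_n$, the numbers $-1/v_l$ increase, and (8) makes this positive. The integrand is positive, so (11) holds for $m+1$.

**Step 4. Integration by parts.** This step produces the product form. Let $E=e^{-\xi u}$. It depends on $\xi u$ only and $\xi=x/c$, so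
$$\theta_x^rE=\theta_u^rE=P_r(\xi u)e^{-\xi u},\qquad P_0=1,\quad P_{r+1}(X)=XP_r'(X)-XP_r(X).$$
Hence $P_r$ has degree $r$ and leading coefficient $(-1)^r$. By Step 2, $|\theta_x^rE|\,|g|\,u^{-1}\le\mathrm{const}\cdot(1+(\xi u)^r)e^{-\xi u}u^{\beta-1}$, which is integrable and dominated for $\xi$ in compact subsets of $(0,\infty)$. So we may differentiate (9):
$$\theta_x^r\Psi(x)=C''\int_0^\infty(\theta_u^rE)\,g\,\frac{du}u.\tag{12}$$
Now $\int(\theta_uf_1)f_2\frac{du}u=\int f_1'f_2\,du=[f_1f_2]_0^\infty-\int f_1(\theta_uf_2)\frac{du}u$. With $f_1=\theta_u^{r}E$ and $f_2=\theta_u^{s}g$ the boundary term is $O(u^\beta e^{-\xi u/2})$, which vanishes at $0$ and at $\infty$. Taking $r=k+j$ in (12) and moving $j$ derivatives,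
$$\psi^{(k+j)}(\log x)=\theta_x^{k+j}\Psi(x)=C''\int_0^\infty(\theta_u^kE)\,\big((-\theta_u)^jg\big)\frac{du}u.\tag{13}$$

**Step 5. Conclusion.** Apply Lemma 5 to the matrix (13). The first determinant is
$$\det\big(P_k(\xi u_i)e^{-\xi u_i}\big)=\prod_{k<n}(-1)^k\prod_{i<l}(\xi u_l-\xi u_i)\,e^{-\xi\sum u_i}=(-\xi)^{n(n-1)/2}\,V(u)\,e^{-\xi\sum u_i},$$
again by column operations. Its sign is exactly the one built into $\Delta_n$, and
$$\Delta_n(\log x)=C''^{\,n}\,\xi^{n(n-1)/2}\int_{0<u_1<\dots<u_n}V(u)\,e^{-\xi\sum_iu_i}\det\big((-\theta)^jg(u_i)\big)\prod_i\frac{du_i}{u_i}.\tag{14}$$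
By (11) with $m=d-1$ the integrand is positive, so $\Delta_n(\log x)>0$ for every $x>0$. This proves Proposition 2, and with it Theorem A. $\square$

*Check.* For $d=2$, $\ell=0$ and $n=2$, Lemma 1 with $\eta=\frac12$ gives $\det A=4\Delta_2$. The example in Section 5 gives $\Delta_2=\frac12\frac\xi{(1+\xi)^2}\Psi^2$ with $\xi=1/a^2$ and $\Psi=2I$. So $\det A=\frac{8a^2I^2}{(1+a^2)^2}$, and by (4) the block determinant is $-\frac14\det A=-\frac{2a^2I^2}{(1+a^2)^2}$, as found by hand.

## 8. The limit $a\to0+$: proof of Theorem B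

**Step 1. $d=1$.** Here $\eta=1$ and $\Psi(x)=\frac\pi ae^{-x/a}$. Each $\theta_x^r\Psi(1)$ is a polynomial in $1/a$ times $e^{-1/a}$ and tends to $0$. By (6) $G_N\to0$, of rank $0=\min(N+1,0)$.

**Step 2. The mixing density near $0$.** Let $d\ge2$, $x=\eta^2=d^{-2}$. As $a\to0+$, $c=(a/d)^d\to0$ and $\xi=x/c\to\infty$, so (12) is governed by small $u$. Eliminating $t_1=u/(t_2\cdots t_{d-1})$,
$$g(u)=u^{b_1}\int e^{-u/(t_2\cdots t_{d-1})}\prod_{j\ge2}t_j^{-b_1}h_{b_j}(t_j)\frac{dt_j}{t_j}$$
(for $d=2$ there is no integration and $g=u^{b_1}e^{-u}$). Put $K=\prod_{j\ge2}\Gamma(b_j-b_1)$, which is finite and positive because $b_j>b_1$. Then $0\le g(u)\le Ku^{b_1}$, and by dominated convergence $g(u)u^{-b_1}\to K$ as $u\to0$.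

**Step 3. Asymptotics of the Hankel entries.** Replace $u$ by $u/\xi$ in (12):
$$\theta_x^r\Psi(x)=C''\xi^{-b_1}\int_0^\infty P_r(u)e^{-u}\,\big[\xi^{b_1}g(u/\xi)\big]\frac{du}u .$$
The bracket tends to $Ku^{b_1}$ and is at most $Ku^{b_1}$, so dominated convergence applies. Since $P_r(u)e^{-u}=\theta_u^re^{-u}$, integrating by parts $r$ times gives $\int(\theta_u^re^{-u})u^{b_1}\frac{du}u=(-b_1)^r\Gamma(b_1)$. Thus
$$\theta_x^r\Psi(x)=C''\xi^{-b_1}\big(K\,\Gamma(b_1)\,(-b_1)^r+o(1)\big).\tag{15}$$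
By Lemma 3, $C''=\pi C/c=\mathrm{const}\cdot a^{(d-\ell-1)-d}=\mathrm{const}\cdot a^{-\ell-1}$, and $\xi^{-b_1}=\mathrm{const}\cdot a^{db_1}$, with positive constants.

**Step 4. The two kinds of blocks.** If $\ell=d-1$, the smallest index in $B$ is $i=d+1$ (the index $d$ is excluded), so $db_1=d+1$. The prefactor in (15) is $\mathrm{const}\cdot a\to0$, and by (6) the whole block tends to $0$. If $\ell\le d-2$, then $b_1=\frac{\ell+1}d=\alpha$ and the prefactor does not depend on $a$. Then $H_{kj}\to K_\ell(-\alpha)^{k+j}$ with $K_\ell>0$, hence $(LHL^T)_{kj}\to K_\ell(-\alpha)^{\underline k}(-\alpha)^{\underline j}$, and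
$$A^{(\ell)}_{kj}\to K_\ell\,(-i)^{k+j}\eta^{-k-j}(-\alpha)^{\underline k}(-\alpha)^{\underline j}.$$
This is a rank-one matrix with nonzero $(0,0)$ entry. The column signs and the factor $\frac1d$ in (2) do not change the rank.

**Step 5. Counting.** Block $\ell$ is nonempty in $G_N$ exactly when $\ell\le N$. So the rank of the limit is the number of $\ell$ with $0\le\ell\le\min(N,d-2)$, which is $\min(N+1,d-1)$. It equals the size $N+1$ exactly when $N\le d-2$. $\square$

*Check.* For $d=2$, Section 3 gives as $a\to0+$: $(z,z)\to0$, and the block on $1,z^2$ tends to $\pi\begin{pmatrix}1&-i\\i&1\end{pmatrix}$, of determinant $1-(-i)(i)=0$ up to the factor $\pi^2$, hence of rank one.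

## 9. Classification through Pólya frequency functions: proof of Theorem C

**Definition (Pólya frequency function).** A measurable $\Lambda:\mathbb R\to[0,\infty)$ with $0<\int\Lambda<\infty$ is a Pólya frequency function if $\det\big(\Lambda(y_i-z_j)\big)_{i,j=1}^n\ge0$ for all $n$ and all increasing $y_1<\dots<y_n$, $z_1<\dots<z_n$.

*Example.* $\Lambda(y)=e^{sy-e^y}$ with $s>0$. The factor $e^{s(y_i-z_j)}$ comes out of rows and columns, and $\det e^{-e^{y_i}e^{-z_j}}>0$ by (8), since $e^{y_i}$ and $-e^{-z_j}$ increase. Its bilateral Laplace transform is $\int e^{-ty}\Lambda(y)dy=\Gamma(s-t)$ for $\mathrm{Re}\,t<s$, the reciprocal of the entire function $1/\Gamma(s-t)$.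

**Schoenberg's theorem** (I. J. Schoenberg, *On Pólya frequency functions I*, J. Analyse Math. 1 (1951), 331–374). *The bilateral Laplace transform of an integrable Pólya frequency function is, in a strip containing the imaginary axis in its interior, the reciprocal of an entire function.*

The "if" part of Theorem C, with the positivity, is already proved: Lemma 1 holds for every $\eta>0$, and Proposition 2 gives $\det A=\eta^{-n(n-1)}\Delta_n(2\log\eta)>0$. For "only if", fix $\alpha,\kappa,\eta$ and assume that no determinant vanishes for any $n\ge1$, $a>0$.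

**Step 1. Trading $a$ for $\eta$.** We want the hypothesis for all arguments of $\Delta_n$. Substituting $w=\mu w'$ gives
$$A_{kj}(a,\eta)=\mu^{k+j+2\alpha}A_{kj}(a\mu^{2\kappa},\eta\mu).$$
Take $\mu=a^{-1/(2\kappa)}$: the determinant at $(a,\eta)$ is a positive multiple of the one at $(1,\eta a^{-1/(2\kappa)})$. As $a$ runs over $(0,\infty)$, so does $\eta a^{-1/(2\kappa)}$. Hence at $a=1$ the determinants do not vanish for any $\eta>0$. From now on $a=1$, $\varphi(v)=v^{\alpha-1}e^{-v^\kappa}$, and $\eta>0$ is free.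

**Step 2. From nonvanishing to positivity.** The determinant is real for $\eta>0$ by Lemma 1, and continuous in $\eta\in[0,\infty)$ by dominated convergence. At $\eta=0$ the matrix is diagonal, by rotation invariance, with positive entries $\int|w|^{2k}\varphi(|w|^2)d^2w$. So the determinant is positive for all $\eta$, and Lemma 1 gives $\Delta_n(y)>0$ for all $n\ge1$, $y\in\mathbb R$.

**Step 3. Total positivity of $\psi(y-z)$.** Put $K(y,z)=\psi(y-z)$. Then $\partial_y^i\partial_z^jK=(-1)^j\psi^{(i+j)}(y-z)$, so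
$$\det(\partial_y^i\partial_z^jK)_{i,j<p}=(-1)^{p(p-1)/2}\det\big(\psi^{(i+j)}(y-z)\big)_{i,j<p}=\Delta_p(y-z)>0 .$$
Lemma 4 gives $\det\psi(y_i-z_j)>0$ for all increasing $y_i$ and $z_j$. In particular $\psi>0$.

**Step 4. The Mellin transform of $\Psi$.** We compute the Laplace transform that Schoenberg's theorem speaks about. In polar coordinates, with $J_0(t)=\frac1{2\pi}\int_0^{2\pi}e^{it\cos\phi}d\phi$,
$$\Psi(x)=\pi\int_0^\infty\varphi(v)J_0(2\sqrt{xv})\,dv.\tag{16}$$
Let $0<\mathrm{Re}\,s<\min(\frac14,\alpha)$. Since $|J_0(t)|\le\mathrm{const}\cdot\min(1,t^{-1/2})$, the integral $M(s)=\int_0^\infty J_0(2\sqrt y)\,y^{s-1}dy$ converges absolutely for $0<\mathrm{Re}\,s<\frac14$. Also $\int\varphi(v)v^{-\mathrm{Re}\,s}dv<\infty$ for $\mathrm{Re}\,s<\alpha$. So Fubini and the substitution $y=xv$ give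
$$S(s):=\int_0^\infty\Psi(x)x^{s-1}dx=\pi M(s)\int_0^\infty\varphi(v)v^{-s}dv.\tag{17}$$
To find $M(s)$, use (17) for the Gaussian $\varphi(v)=e^{-v}$ in place of ours. Then $\Psi(x)=\pi e^{-x}$, and (17) reads $\pi\Gamma(s)=\pi M(s)\Gamma(1-s)$. So $M(s)=\Gamma(s)/\Gamma(1-s)$ for $0<\mathrm{Re}\,s<\frac14$. For our $\varphi$, $\int_0^\infty v^{\alpha-s-1}e^{-v^\kappa}dv=\frac1\kappa\Gamma\big(\frac{\alpha-s}\kappa\big)$, hence
$$S(s)=\frac\pi\kappa\,\frac{\Gamma(s)\,\Gamma\big((\alpha-s)/\kappa\big)}{\Gamma(1-s)}.\tag{18}$$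

**Step 5. Applying Schoenberg's theorem.** Fix a real $s_0$ with $0<s_0<\min(\frac14,\alpha)$ and put $\Lambda(y)=e^{s_0y}\psi(y)$. It is positive, and $\int\Lambda=S(s_0)<\infty$. Its determinants $\det\Lambda(y_i-z_j)$ are positive because the exponential factors out of rows and columns. So $\Lambda$ is a Pólya frequency function. For $s$ near $0$, $\int e^{-sy}\Lambda(y)dy=S(s_0-s)$. By Schoenberg's theorem $1/S(s_0-s)$ extends to an entire function. By (18) and the identity theorem, the meromorphic function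
$$\frac1{S(s)}=\frac\kappa\pi\,\frac{\Gamma(1-s)}{\Gamma(s)\,\Gamma\big((\alpha-s)/\kappa\big)}$$
has no poles.

**Step 6. Reading off the parameters.** At $s=m\in\{1,2,\dots\}$ the factor $\Gamma(1-s)$ has a pole and $1/\Gamma(m)\ne0$. So $1/\Gamma\big((\alpha-s)/\kappa\big)$ must vanish at $s=m$: there is an integer $r_m\ge0$ with $(\alpha-m)/\kappa=-r_m$, that is,
$$m=\alpha+\kappa r_m .$$
Subtracting $m=1$ from $m=2$, $1=\kappa(r_2-r_1)$, so $d:=1/\kappa=r_2-r_1$ is a positive integer. From $m=1$, $\alpha=1-\frac{r_1}d$. Since $\alpha>0$ and $r_1\ge0$, $0\le r_1\le d-1$. With $\ell=d-1-r_1\in\{0,\dots,d-1\}$ we have $\alpha=(\ell+1)/d$. $\square$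

## 10. Weights $|z|^{2\gamma}\exp\big(-a|z|^{2\delta}+\frac id(z^d+\bar z^d)\big)$: proof of the Corollary

**Step 1. Translation into Theorem C.** The weight is still invariant under $z\mapsto e^{2\pi i/d}z$, and the integrals converge since $\gamma>-1$. The substitution $w=z^d$ of Section 4 now gives, for $n=kd+\ell$, $m=jd+\ell$,
$$(z^n,z^m)=\frac{(-1)^{j+\ell}}dA_{kj}\Big(a,\frac1d\Big),\qquad\kappa=\frac\delta d,\quad\alpha=\frac{\ell+1+\gamma}d ,$$
and entries with $n\not\equiv m$ vanish. The sign depends only on the column. The Gram matrix is block diagonal, and block $\ell$ of size $n$ occurs in $G_N$ for $N=(n-1)d+\ell$. So all $G_N$ are invertible for all $a>0$ if and only if, for each $\ell=0,\dots,d-1$, all the determinants of Theorem C (with $\eta=\frac1d$) are nonzero for all $a>0$. By Theorem C, applied with an integer $D$ in the role of its $d$, this means: $D=1/\kappa=d/\delta$ is an integer, and $\alpha D=(\ell+1+\gamma)/\delta\in\{1,\dots,D\}$ for $\ell=0,\dots,d-1$.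

**Step 2. Necessity.** Put $q=1/\delta$. If $d\ge2$, the difference of the conditions for $\ell=1$ and $\ell=0$ shows that $q$ is an integer. If $d=1$, then $q=D$. So $q$ is a positive integer and $D=dq$. The case $\ell=0$ says that $q(1+\gamma)$ is an integer $\ge1$, so $q\gamma=-r$ with $r\in\mathbb Z$ and $q-r\ge1$, i.e. $r\le q-1$. The case $\ell=d-1$ says $q(d+\gamma)\le dq$, so $q\gamma\le0$, i.e. $r\ge0$.

**Step 3. Sufficiency.** Let $\delta=1/q$, $\gamma=-r/q$ with $0\le r\le q-1$. Then $D=dq$ is an integer, and $(\ell+1+\gamma)/\delta=q(\ell+1)-r$ is an integer which is at least $q-(q-1)=1$ and at most $qd$ for $0\le\ell\le d-1$. So the condition of Step 1 holds. For $\delta=1$ we have $q=1$, $r=0$, so only $\gamma=0$ is possible. $\square$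

*Check.* For $d=1$, $\delta=1$, $\gamma=1$ the Corollary predicts a failure. Indeed $(1,1)=A_{00}(a,1)$ with $\alpha=2$, $\kappa=1$, which by the last example of Section 1 equals $\pi\big(\frac1{a^2}-\frac1{a^3}\big)e^{-1/a}$ and vanishes at $a=1$.
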